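# Expected permanents of 0–1 matrices with constant line sums: the logarithm, degree by degree

## 1. Permutation matrices, worked by hand

Let $A$ be an $n\times n$ permutation matrix. For $0\le j\le n$ let $\mathrm{perm}_j(A)$ be the sum of the permanents of all $j\times j$ submatrices of $A$ (choose $j$ rows and $j$ columns; $\mathrm{perm}_0=1$). A $j\times j$ submatrix has permanent $1$ if it contains $j$ of the $n$ ones of $A$, and $0$ otherwise, so $\mathrm{perm}_j(A)=\binom nj$.

Compare this with a matrix $B$ whose entries are independent, equal to $1$ with probability $1/n$ and to $0$ otherwise. There are $\binom nj^2$ submatrices with $j!$ products each, and each product has expectation $n^{-j}$, so the expected value is $\binom nj^2j!\,n^{-j}$. Write $(a)_j=a(a-1)\cdots(a-j+1)$. The ratio of the two numbers is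
$$g_j=\frac{\binom nj}{\binom nj^2j!\,n^{-j}}=\frac{n^j}{(n)_j},\qquad g_0=g_1=1,\quad g_2=\frac n{n-1},\quad g_3=\frac{n^2}{(n-1)(n-2)},\ \dots$$

To expand such ratios we use binomial inversion. For any sequence $g_j$ put $c_i=\sum_j(-1)^{i-j}\binom ij g_j$. Then
$$g_m=\sum_{i}\binom mi c_i,\tag{1}$$
because $\binom mi\binom ij=\binom mj\binom{m-j}{i-j}$, and $\sum_i(-1)^{i-j}\binom{m-j}{i-j}$ is $1$ for $j=m$ and $0$ for $j<m$. So $g_n=\sum_iC_i$ with $C_i=\binom nic_i$. Here $C_0=1$ and $C_1=n(g_1-g_0)=0$. Next, $c_2=\frac n{n-1}-1=\frac1{n-1}$, so $C_2=\frac n2$. Then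
$$c_3=\frac{n^2-3n(n-2)+2(n-1)(n-2)}{(n-1)(n-2)}=\frac4{(n-1)(n-2)},\qquad C_3=\frac{2n}3,$$
$$c_4=\frac{n^3-4n^2(n-3)+6n(n-2)(n-3)-3(n-1)(n-2)(n-3)}{(n-1)(n-2)(n-3)}=\frac{3n+18}{(n-1)(n-2)(n-3)},\qquad C_4=\frac{n^2+6n}8 .$$

The term $C_4$ is quadratic in $n$. Its leading part $n^2/8$ is exactly $\frac12C_2^2$, which suggests a logarithm. Define $T_i$ by $1+\sum_{i\ge2}C_i=\exp(\sum_{i\ge2}T_i)$, matched degree by degree with $C_i$ and $T_i$ of degree $i$. Then $T_2=C_2=\frac n2$, $T_3=C_3=\frac{2n}3$, and $T_4=C_4-\frac12T_2^2=\frac{3n}4$.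

The pattern $T_i=n(1-\frac1i)$ can be proved at once. Give degree $i$ the weight $s^i$. By the same rearrangement of binomials,
$$\sum_iC_is^i=\sum_j\binom njg_j\,s^j(1-s)^{n-j}=(1-s)^n\sum_{j=0}^n\frac{n^j}{j!}\Big(\frac s{1-s}\Big)^j .$$
Modulo $s^{n+1}$ this is $(1-s)^ne^{ns/(1-s)}$, whose logarithm is $n\big(\log(1-s)+\frac s{1-s}\big)=n\sum_{i\ge1}(1-\frac1i)s^i$. So $T_i=n\frac{i-1}i$ exactly, for $2\le i\le n$.

Now stop at $m=\alpha n$ instead of $n$: by (1), $g_m=\sum_i\hat C_i$ with $\hat C_i=\binom mic_i$. Form $\hat T_i$ from the $\hat C_i$ by the same rule. Then $\frac1n\hat T_2=\frac{m(m-1)}{2n(n-1)}\to\frac{\alpha^2}2$ and $\frac1n\hat T_3\to\frac16\alpha^3\cdot4=\frac23\alpha^3$. For $\hat T_4=\hat C_4-\frac12\hat T_2^2$, expand to two orders: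
$$\hat C_4=\frac{\alpha^4n^2}8\Big(1-\frac6{\alpha n}\Big)\Big(1+\frac{12}n\Big)+O(1),\qquad \tfrac12\hat T_2^2=\frac{\alpha^4n^2}8\Big(1-\frac2{\alpha n}\Big)\Big(1+\frac2n\Big)+O(1).$$
The $n^2$ terms cancel, and $\frac1n\hat T_4\to\frac18(10\alpha^4-4\alpha^3)=\frac54\alpha^4-\frac12\alpha^3$.

Permutation matrices are the 0–1 matrices with line sums $1$. Two questions arise for line sums $r$. Is $T_i$ still of size $n$, although $C_i$ contains higher powers of $n$? And how do $r$ and $\alpha$ enter the limit of $\frac1n\hat T_i$?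

## 2. Three ensembles, the coefficients, and the statements

Fix an integer $r\ge1$. A *line* of a matrix is a row or a column.

**Definition (ensembles).** All expectations are over $n\times n$ matrices.

- $E$: uniform measure on the 0–1 matrices with all line sums $r$.
- $E_1$: $A=P_1+\dots+P_r$ with independent uniform permutation matrices $P_j$.
- $E_2$: take a uniform $rn\times rn$ permutation matrix, cut rows and columns into $n$ consecutive blocks of size $r$, and let each entry of $A$ be the sum over an $r\times r$ block.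
- $E_B$: independent entries, equal to $1$ with probability $r/n$ and to $0$ otherwise. As in Section 1, $E_B(\mathrm{perm}_k(B))=\binom nk^2k!\,(r/n)^k$.

In $E,E_1,E_2$ the matrix has nonnegative integer entries and all line sums $r$.

*Example, $n=r=2$.* Let $J$ be the all-ones matrix, $I$ the identity, $I'$ the other permutation matrix. $E$ is the point mass at $J$. $E_1$ gives $J,2I,2I'$ probabilities $\frac12,\frac14,\frac14$. For $E_2$, of the $24$ permutations of four points, $2!\,2!=4$ give $2I$, another $4$ give $2I'$, and the remaining $16$ give $J$, so the probabilities are $\frac23,\frac16,\frac16$.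

**Definition (coefficients).** Let $\mathcal E$ be one of $E,E_1,E_2$. With $f(i,k)=\binom ni^2\binom ik^2\big/\big(\binom nk^2\binom n{i-k}^2\big)$ put
$$S_i=\sum_{k=0}^if(i,k)\,\mathcal E(\mathrm{perm}_{i-k}(A))\,(-1)^kE_B(\mathrm{perm}_k(B)),$$
$$C_i=\frac1{r^i}\frac{n^i(n-i)!}{n!}S_i,\qquad \hat C_i=\frac1{r^i}\frac{n^i\,m!\,((n-i)!)^2}{(m-i)!\,(n!)^2}S_i\quad(\hat C_i=0\text{ for }i>m).$$
Then $T_i$ and $\hat T_i$ are defined from $C_i$ and $\hat C_i$ by the formal exponential of Section 1. So $T_2=C_2$, $T_3=C_3$, $T_4=C_4-\frac12T_2^2$, and in general $T_i$ is a polynomial in $C_2,\dots,C_i$.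

The following claim is the conjecture of Paul Federbush, "A Mysterious Cluster Expansion Associated to the Expectation Value of the Permanent of 0-1 Matrices", arXiv:1607.00885 (2016), taken together with its accompanying assertions. It concerns all integers $i\ge2$, $r\ge1$, all rational $\alpha\in(0,1]$, with $n$ running over the integers for which $m=\alpha n$ is an integer.

- (a) $Q_i(r)=\lim\frac1nT_i(n)$ exists and is the same for $E,E_1,E_2$.
- (b) $Q_i(r)=\sum_{k=h(i)}^{i-1}a_k(i)r^{-k}$ with constants $a_k(i)$ independent of $r$, where $h(i)=i/2$ for even $i$ and $h(i)=(i+1)/2$ for odd $i$. This expression defines $Q_i(x)$ for real $x>0$.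
- (c) $\lim\frac1n\hat T_i(n)$ exists for each ensemble.
- (d) These limits agree for the three ensembles and equal $\alpha\,Q_i(r/\alpha)$.

The claim is true. Let $\mathrm{Cat}_k=\frac1{k+1}\binom{2k}k$ (so $1,1,2,5,14,\dots$), and for real $\xi>0$ put
$$Q_i(\xi)=\frac1i\sum_{k=\lceil i/2\rceil}^{i-1}(-1)^{i-1-k}\binom{k-1}{i-1-k}\mathrm{Cat}_k\,\xi^{-k}.\tag{2}$$
Thus $Q_2=\frac1{2\xi}$, $Q_3=\frac2{3\xi^2}$, $Q_4=-\frac1{2\xi^2}+\frac5{4\xi^3}$. For $r=1$, $\alpha Q_i(1/\alpha)$ is $\frac{\alpha^2}2$, $\frac23\alpha^3$, $-\frac12\alpha^3+\frac54\alpha^4$ for $i=2,3,4$, as found in Section 1.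

**Theorem A.** For $\mathcal E\in\{E,E_1,E_2\}$, $i\ge2$, rational $\alpha\in(0,1]$ and $m=\alpha n$ an integer, as $n\to\infty$,
$$\hat T_i(n)=n\,\alpha\,Q_i(r/\alpha)+O(1).$$

The second theorem says which measures give these limits. It uses graphs. A nonnegative integer matrix $A$ with all line sums $r$ is the same as a bipartite $r$-regular multigraph $G$ on $n+n$ vertices, with $a_{ij}$ parallel edges between row vertex $i$ and column vertex $j$. Let $M_j$ be the number of $j$-edge matchings of $G$, parallel edges being distinguished, and let $M_G(z)=\sum_jM_jz^j$. Expanding permanents gives $M_j=\mathrm{perm}_j(A)$. For $J$ with $n=2$, $G$ is a 4-cycle and $M_G=1+4z+2z^2$; for $2I$, $M_G=(1+2z)^2$.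

Let $X_k(G)$ be the number of cycles of length $\le k$ in $G$, where a pair of parallel edges is a cycle of length $2$. Let $\mathbb T_r$ be the $r$-regular tree (for $r=1$ a single edge) and $w_k$ the number of closed walks of length $2k$ in $\mathbb T_r$ from a given vertex. For instance $w_1=r$ and $w_2=r^2+r(r-1)$: either two trips to neighbors, or down two levels and back.

**Theorem B.** Let $\mathcal E_n$, for $n$ in an infinite set, be any probability measures on nonnegative integer $n\times n$ matrices with all line sums $r$. Let $0\le m_n\le n$ with $m_n/n\to\alpha\in(0,1]$, and let $d\ge2$. Define $\hat C_i,\hat T_i$ from $\mathcal E_n$ and $m_n$ as above.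

1. These are equivalent: (i) $\frac1n\hat T_i(n)\to\alpha Q_i(r/\alpha)$ for $2\le i\le d$; (ii) $\frac1n[z^k]\log\mathcal E_nM_G(z)\to(-1)^{k-1}w_k/k$ for $1\le k\le d$. Since (ii) does not involve $\alpha$, if (i) holds for one $\alpha\in(0,1]$ and one sequence $m_n$, then it holds for all of them.
2. If $\mathcal E_n$ is a point mass at $G_n$, then (i) holds if and only if $X_d(G_n)=o(n)$.
3. If $\mathcal E_n[X_d^p]=n^{o(1)}$ for $1\le p\le d$, then (i) holds. If $\mathcal E_n[X_d^p]=O(1)$ for $1\le p\le d$ and $m_n/n=\alpha+O(1/n)$, then $\hat T_i(n)=n\alpha Q_i(r/\alpha)+O(1)$ for $2\le i\le d$.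

Here $[z^k]$ denotes coefficient extraction.

## 3. From $S_i$ to binomial differences

This section brings the definitions into the shape of Section 1. Let $\mathcal E$ be any measure as in Theorem B, and put
$$g_j=\frac{\mathcal E(\mathrm{perm}_j(A))}{E_B(\mathrm{perm}_j(B))}=\frac{j!\,n^j}{r^j(n)_j^2}\,\mathcal EM_j,\qquad c_i=\sum_j(-1)^{i-j}\binom ijg_j .$$

**Step 1: simplify $S_i$.** Insert $\mathcal E(\mathrm{perm}_{i-k})=\binom n{i-k}^2(i-k)!(r/n)^{i-k}g_{i-k}$ and $E_B(\mathrm{perm}_k)=\binom nk^2k!(r/n)^k$. The squared binomials in the denominator of $f$ cancel, and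
$$S_i=\binom ni^2\Big(\frac rn\Big)^i\sum_k(-1)^k\binom ik^2k!\,(i-k)!\,g_{i-k}=\binom ni^2\,i!\,\Big(\frac rn\Big)^ic_i ,$$
since $\binom ikk!(i-k)!=i!$. Multiplying by the prefactors,
$$C_i=\frac{(n-i)!\,i!}{n!}\binom ni^2c_i=\binom nic_i,\qquad \hat C_i=\frac{m!\,((n-i)!)^2}{(m-i)!\,(n!)^2}\binom ni^2i!\,c_i=\binom mic_i.\tag{3}$$
So $m=n$ recovers $C_i,T_i$, and we treat general $m\le n$. Always $\mathrm{perm}_1(A)=rn=E_B(\mathrm{perm}_1(B))$, hence $g_0=g_1=1$, $\hat C_0=1$, $\hat C_1=0$. By (1), $\mathcal E(\mathrm{perm}_m(A))=E_B(\mathrm{perm}_m(B))\,(1+\sum_{i\ge2}\hat C_i)$.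

**Step 2: a generating polynomial.** Put $\hat F(s)=\sum_i\hat C_is^i=\exp(\sum_{i\ge2}\hat T_is^i)$ and $P(x)=\sum_{j=0}^m\binom mjg_jx^j$. Since $\sum_i\binom mi\binom ij(-1)^{i-j}s^i=\binom mjs^j(1-s)^{m-j}$,
$$\hat F(s)=(1-s)^m\,P\Big(\frac s{1-s}\Big),\qquad P(x)=\sum_j\ell_j\,(\mathcal EM_j)\,x^j,\quad \ell_j=\frac{(m)_j\,n^j}{r^j(n)_j^2}.\tag{4}$$

**Step 3: take the logarithm.** Let $\theta$ be the Euler operator, $\theta x^j=jx^j$, in whichever variable occurs. Let $\kappa=m/n$ and define the power series $y(x)$ by $\theta P=n\,y\,P$, that is, $y=\frac1n\theta\log P$. For $x=\frac s{1-s}$ we have $s\frac{dx}{ds}=\frac s{(1-s)^2}=\frac x{1-s}$, so $s\frac d{ds}=\frac1{1-s}\theta_x$. Applying $\frac1ns\frac d{ds}$ to $\log\hat F=m\log(1-s)+\log P$ gives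
$$\frac1n\sum_{i\ge2}i\,\hat T_i\,s^i=\frac{y\big(\frac s{1-s}\big)-\kappa s}{1-s}.\tag{5}$$
Note $y_1=\frac1nmg_1=\kappa$. Everything now depends on the coefficients $y_1,\dots,y_i$.

## 4. Degree two by hand, and what happens in degree three

Let $Y$ be the number of 2-cycles (pairs of parallel edges) of $G$. Of the $\binom{rn}2$ pairs of edges, we remove those that share a vertex. Summing over the $2n$ vertices gives $2n\binom r2$, but each parallel pair is counted twice. Hence $M_2=\binom{rn}2-nr(r-1)+Y=\frac{rn}2(rn-2r+1)+Y$, and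
$$g_2=\frac{2\,\mathcal EM_2}{r^2(n-1)^2},\qquad \hat T_2=\binom m2(g_2-1)=\binom m2\,\frac{\frac nr-1+\frac2{r^2}\mathcal EY}{(n-1)^2}.\tag{6}$$
For $E$, $Y=0$. For $E_1$, two independent uniform permutations agree at one point on average, so $E_1Y=\binom r2$. For $E_2$, there are $n^2\cdot2\binom r2^2$ possible 2-cycles, each present with probability $\frac1{rn(rn-1)}$, so $E_2Y=\frac{nr(r-1)^2}{2(rn-1)}$. (For $n=r=2$ these give $1$ and $\frac23$, in agreement with the example in Section 2.) In all three cases $\mathcal EY=O(1)$ and $\frac1n\hat T_2\to\frac{\alpha^2}{2r}=\alpha Q_2(r/\alpha)$.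

By contrast, take the point mass at $rI$ with $r\ge2$: then $Y=n\binom r2$ and (6) becomes $\binom m2\frac1{n-1}$, with limit $\frac{\alpha^2}2$ instead of $\frac{\alpha^2}{2r}$. So short cycles matter if there are order $n$ of them, as Theorem B.2 says.

The natural plan is to continue in this way: show that the $g_j$ of the three ensembles are close, and conclude that the $\hat T_i$ are close. This stops at $i=3$. Take $\alpha=1$. The numbers $g_2$ for $E$ and $E_1$ differ by $\frac{2}{r^2(n-1)^2}\binom r2=\frac{r-1}{r(n-1)^2}$. In $T_3=\binom n3(g_3-3g_2+2)$ this changes the term $-3\binom n3g_2$ by about $\frac{r-1}{2r}n$ in absolute value, which is the order of $T_3$ itself. The statement for $i=3$ needs this change to be compensated by $g_3$ to leading order. For general $i$ the term with $g_2$ in $T_i$ changes by order $n^{i-2}$. So a bound on the individual $g_j$ is not enough; one needs the exact cancellation in the $i$-th difference, and for $i\ge4$ also the cancellation in the logarithm.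

The way around this is never to compare the $g_j$. The logarithm of $M_G$ for one fixed graph can be written exactly, with a main term that is $n$ times a fixed series and a correction controlled by short cycles. This survives averaging (Sections 5–7). Then one carries the logarithm through the weights $\ell_j$ (Section 8).

## 5. Matchings and the path tree

For a loopless multigraph $G$ and a vertex $v$, the **path tree** $T(G,v)$ has as nodes the paths in $G$ starting at $v$ (distinct vertices, edges recorded). Its root is the trivial path, and the children of a path are its one-edge extensions. Let $w_k(G,v)$ be the number of closed walks of length $2k$ in $T(G,v)$ from the root.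

*Example.* Let $G$ be the 4-cycle. From $v$ one can go around either way, at most three steps, so $T(G,v)$ is a chain of seven nodes rooted in the middle. Here $r=2$ and $\mathbb T_2=\mathbb Z$ has $w_1,\dots,w_4=2,6,20,70$. The chain misses only the two walks that go straight to $\pm4$ and back, so $w_1(G,v),\dots,w_4(G,v)=2,6,20,68$. On the matching side, $M_{G-v}=1+2z$ and
$$\frac{M_{G-v}}{M_G}=\frac{1+2z}{1+4z+2z^2}=1-2z+6z^2-20z^3+68z^4-\cdots,$$
as one checks by multiplying out. The next lemma proves that this holds in general.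

**Lemma 1.** Let $G$ be bipartite and $r$-regular on $n+n$ vertices. Put $\mu^*(z)=\sum_{k\ge1}(-1)^{k-1}w_kz^k$ and $D_k(G)=\sum_v\big(w_k-w_k(G,v)\big)$. Then
$$\theta\log M_G(z)=n\,\mu^*(z)-\tfrac12\sum_{k\ge1}(-1)^{k-1}D_k(G)\,z^k.\tag{7}$$
For every $k\ge1$,
$$\frac{X_k(G)}{(k+1)r^k}\le D_k(G)\le k(k+1)r^{3k}X_k(G).\tag{8}$$
Finally,
$$rz\,(1-\mu^*)^2=\mu^*\,(1-\mu^*/r).\tag{9}$$

**Step 1: vertex removal and closed walks satisfy the same recursion.** A bipartite graph has no loops. Let $W_{G,v}=M_{G-v}/M_G$ for loopless $G$. A matching either misses $v$ or uses exactly one edge $e=vw$, so $M_G=M_{G-v}+z\sum_{e=vw}M_{G-v-w}$. Dividing by $M_{G-v}$,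
$$W_{G,v}^{-1}=1+z\sum_{e=vw}W_{G-v,w}.$$
For a locally finite rooted tree $T$ let $\mathcal B_T(u)=\sum_kw_k(T)u^k$ count closed walks of length $2k$ from the root. Cut a closed walk at its returns to the root. Each piece steps to a child $c$, makes a closed walk from $c$ in the subtree $T_c$, and steps back, contributing $u\mathcal B_{T_c}(u)$. Summing the geometric series,
$$\mathcal B_T(u)=\Big(1-u\sum_c\mathcal B_{T_c}(u)\Big)^{-1}.$$
The subtree of $T(G,v)$ at the child $(e,w)$ consists of the paths that begin $v,e,w$ and then avoid $v$; it is $T(G-v,w)$. For a single vertex both quantities are $1$. Hence, by induction on the number of vertices, $W_{G,v}(z)=\mathcal B_{T(G,v)}(-z)=\sum_k(-1)^kw_k(G,v)z^k$.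

**Step 2: sum over vertices.** Count pairs (matching, uncovered vertex) in the $(n+n)$-vertex graph: a $j$-matching leaves $2n-2j$ vertices uncovered, so $\sum_vM_{G-v}=(2n-2\theta)M_G$. Dividing by $M_G$,
$$\theta\log M_G=\tfrac12\sum_v(1-W_{G,v})=\tfrac12\sum_v\sum_{k\ge1}(-1)^{k-1}w_k(G,v)\,z^k.$$
Write $w_k(G,v)=w_k-(w_k-w_k(G,v))$ and recall that there are $2n$ vertices. This is (7).

**Step 3: find which vertices contribute to $D_k$.** Let $U(G,v)$ be the tree of non-backtracking walks from $v$ (consecutive edges distinct; two parallel edges are distinct). The root has $r$ children and every other node $r-1$, so $U(G,v)$ is $\mathbb T_r$ rooted at a vertex. A path is non-backtracking, and a prefix of a path is a path, so $T(G,v)$ is a subtree of $U(G,v)$ containing the root. Hence $0\le w_k-w_k(G,v)\le w_k\le r^{2k}$.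

Call $v$ *deficient* if $w_k(G,v)<w_k$. This happens if and only if some non-backtracking walk from $v$ of length $\le k$ is not a path. Indeed, a closed walk of length $2k$ reaches depth at most $k$, so a walk that is lost must visit a node of $U\setminus T$ at depth $\le k$. Conversely, given such a node, go straight down to it, return, and pad to length $2k$ by going back and forth along an edge at the root. This closed walk lies in $U$ but not in $T$.

**Step 4: the upper bound in (8).** Let $v$ be deficient, take such a walk $v=v_0,v_1,\dots$, and let $b\le k$ be least with $v_b=v_a$ for some $a<b$. Then $v_0,\dots,v_{b-1}$ are distinct, and $b-a\ge2$ because there are no loops. So the segment from $a$ to $b$ is a cycle of length $\le k$; if $b-a=2$, its two edges are distinct and parallel. Thus $v$ is within distance $k$ of a vertex of a cycle of length $\le k$. Each such cycle has at most $k$ vertices, and at most $\sum_{q=0}^kr^q\le(k+1)r^k$ vertices lie within distance $k$ of a given one. So there are at most $k(k+1)r^kX_k$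 deficient vertices, each contributing at most $r^{2k}$ to $D_k$.

**Step 5: the lower bound in (8).** A vertex on a cycle of length $\le k$ is deficient: walking once around the cycle is non-backtracking and not a path. Each deficient vertex contributes at least $1$ to $D_k$. At most $\sum_{q\le k}r^q\le(k+1)r^k$ cycles of length $\le k$ pass through a given vertex, since each is traced by a walk from it. Hence $X_k\le(k+1)r^kD_k$.

**Step 6: the equation for $\mu^*$.** Here $\mu^*(z)=1-\mathcal B_{\mathbb T_r}(-z)$. Let $b$ be $\mathcal B(-z)$ for the tree in which every node has $r-1$ children. The recursion of Step 1 gives $\mathcal B_{\mathbb T_r}(-z)=\frac1{1+rzb}$ and $b=\frac1{1+(r-1)zb}$. Put $q=rzb$. Then $\mu^*=\frac q{1+q}$, so $q=\frac{\mu^*}{1-\mu^*}$. Multiplying $b(1+(r-1)zb)=1$ by $rz$,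
$$rz=q\Big(1+\frac{r-1}rq\Big)=\frac{\mu^*}{1-\mu^*}\cdot\frac{1-\mu^*/r}{1-\mu^*},$$
which is (9). $\square$

## 6. Averaging over the graph

Fix $d\ge1$. For a measure $\mathcal E_n$ put $M(z)=\mathcal E_nM_G(z)$; then $M(0)=1$. Define $\mu^{(n)}=\sum_{k\ge1}\mu_k^{(n)}z^k$ by $\theta M=n\,\mu^{(n)}M$. Lemma 1 controls $\theta\log M_G$ for each graph, but $\mu^{(n)}$ involves the logarithm of an expectation. The main term in (7) is the same for all $G$, so it factors out of the expectation.

**Lemma 2.** Let $\mathcal E_n$ be as in Theorem B. If $\mathcal E_n[X_d^p]=O(1)$ for $1\le p\le d$, then $\mu_k^{(n)}=\mu_k^*+O(1/n)$ for $k\le d$. If $\mathcal E_n[X_d^p]=n^{o(1)}$ for $1\le p\le d$, then $\mu_k^{(n)}\to\mu_k^*$ for $k\le d$.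

**Proof.** Let $\theta\lambda=\mu^*$, $\lambda(0)=0$. Dividing the coefficient of $z^k$ in (7) by $k$ and exponentiating,
$$\mathcal E_nM_G(z)=e^{n\lambda(z)}R_n(z),\qquad R_n(z)=\mathcal E_n\exp\Big(-\sum_{k\ge1}\tfrac{(-1)^{k-1}}{2k}D_k(G)z^k\Big).$$
For $1\le k\le d$, $[z^k]R_n$ is a fixed linear combination of expectations of products $D_{k_1}\cdots D_{k_p}$ with $k_1+\dots+k_p=k$, so $p\le k$. By (8) and $X_j\le X_d$, each $D_j$ with $j\le d$ is at most a constant times $X_d$. So $[z^k]R_n$ is $O(1)$, respectively $n^{o(1)}$. As $R_n(0)=1$, $[z^k]\log R_n$ is a fixed polynomial in $[z^j]R_n$, $j\le k$, hence of the same size. Finally $\mu^{(n)}=\frac1n\theta\log M=\mu^*+\frac1n\theta\log R_n$. $\square$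

## 7. Short cycles in $E_2$, $E_1$ and $E$

**Lemma 3.** For $\mathcal E\in\{E,E_1,E_2\}$ and fixed $k,p\ge1$, $\mathcal E[X_k^p]=O(1)$ as $n\to\infty$.

**Step 1: $E_2$, by counting unions of cycles.** The edges of $G$ are the pairs $(a,\pi(a))$, $a\in\{1,\dots,rn\}$, with $\pi$ a uniform permutation. Call every pair $(a,b)$ of points a potential edge; it joins the row block of $a$ to the column block of $b$. A set of $e\le kp$ potential edges lies in $G$ with probability $0$ (if two of them share a point) or $\frac1{(rn)_e}\le(2/n)^e$, for $n\ge2kp$.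

The variable $X_k^p$ counts $p$-tuples of cycles of length $\le k$. The union $F$ of such a tuple has $e\le kp$ edges, and every vertex of $F$ has degree $\ge2$ in $F$. Hence $2e\ge2v$: the number $v$ of vertices satisfies $v\le e$. A given $F$ is the union of at most $2^{pe}$ tuples, as each cycle is a subset of $F$. There are at most $(2n)^v2^{(rv)^2}$ sets $F$ on $v$ vertices: choose the vertices, then a subset of the at most $(rv)^2$ pairs of points on them. So
$$E_2[X_k^p]\le\sum_{v\le e\le kp}(2n)^v\,2^{(rv)^2}\,2^{pe}\,(2/n)^e=O(1).$$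

**Step 2: $E_1$, by the same count.** Potential edges are triples $(j,a,b)$: $P_j$ sends $a$ to $b$. By independence a set with $e_j$ edges in $P_j$ lies in $G$ with probability at most $\prod_j\frac1{(n)_{e_j}}\le(2/n)^e$ for $n\ge2kp$. There are at most $(2n)^v2^{rv^2}$ sets on $v$ vertices. The bound follows as before.

**Step 3: $E$ is $E_2$ conditioned on $Y=0$.** A 0–1 matrix with line sums $r$ arises from exactly $(r!)^{2n}$ permutations $\pi$: for each line, choose a bijection between the $r$ points of its block and the $r$ ones of the line. Then $\pi$ sends $a$ to $b$ when they are attached to the same one, and each $\pi$ producing the matrix comes from exactly one such choice. The number is the same for all these matrices, and the matrix is 0–1 exactly when $Y=0$. Hence $E[X_k^p]\le E_2[X_k^p]/\Pr_{E_2}(Y=0)$, and it remains to bound $\Pr_{E_2}(Y=0)$ from below.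

**Step 4: factorial moments of $Y$.** $E_2\binom Yp$ is the expected number of $p$-sets of 2-cycles in $G$. There are $\frac{(n)_p^2}{p!}$ ways to choose $p$ vertex-disjoint pairs (row vertex, column vertex), and $2\binom r2^2$ potential 2-cycles without a repeated point for each pair. So vertex-disjoint $p$-sets contribute
$$\frac1{p!}\,\frac{(n)_p^2\,\big(2\binom r2^2\big)^p}{(rn)_{2p}}\longrightarrow\frac{\lambda^p}{p!},\qquad\lambda=\frac{2\binom r2^2}{r^2}=\frac{(r-1)^2}2 .$$
In any other $p$-set two distinct 2-cycles share a vertex. All their edges that belong to these two cycles meet that vertex, and two distinct 2-element sets have at least three elements in their union, so that vertex has degree $\ge3$. All degrees are $\ge2$, so $2e\ge2v+1$ and $v\le e-1$. The count of Step 1 shows that these $p$-sets contribute $O(1/n)$.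

**Step 5: Bonferroni.** For $Y\ge1$, $\sum_{p=0}^{t}(-1)^p\binom Yp=(-1)^t\binom{Y-1}t$, which is $\le0$ for odd $t$; for $Y=0$ the sum is $1$. Hence
$$\Pr_{E_2}(Y=0)\ge\sum_{p=0}^{2q+1}(-1)^pE_2\binom Yp\longrightarrow\sum_{p=0}^{2q+1}\frac{(-\lambda)^p}{p!}.$$
Choose $q$ so large that the limit is at least $\frac12e^{-\lambda}$. Then $\Pr_{E_2}(Y=0)\ge\frac14e^{-\lambda}$ for all large $n$. $\square$

At this point Lemmas 2 and 3 give $\mu_k^{(n)}=\mu_k^*+O(1/n)$ for all three ensembles.

## 8. Carrying the logarithm through the weights $\ell_j$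

We know $\mu=\frac1n\theta\log M$ and want $y=\frac1n\theta\log P$, where $P$ arises from $M$ by $z^j\mapsto\ell_jx^j$. For fixed $j$ we have $\ell_j\to(\alpha/r)^j$, so one may hope that $P(x)\approx M(\alpha x/r)$, that is, $y\approx\mu(\alpha x/r)$. This is false already for $r=\alpha=1$: there $M=(1+z)^n$ and $\mu=\frac z{1+z}$, but $P\equiv e^{nx}$ modulo $x^{n+1}$ and $y=x$ to that order. The discrepancy appears in degree $2$: $\ell_2=\frac n{n-1}=1+\frac1{n-1}$, and the small correction is multiplied by $M_2=\binom n2$, giving $\frac n2$, the order of the logarithm itself.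

So the $j/n$ in the weights cannot be dropped. But $j$ is the eigenvalue of $\theta$, and on $P$ we have $\frac\theta nP=yP$. The quantity $j/n$ should therefore be replaced by the unknown $y$, not by $0$. The lemma makes this exact by conjugating with $P$.

Work modulo degree $d+1$, in $\mathcal R_d=\mathbb R[[x]]/(x^{d+1})$, with $n>2d$, and write $\mu$ for $\mu^{(n)}$.

**Lemma 4.** There are polynomials $\Phi_{q,n}$, whose coefficients are rational functions of $(\kappa,1/n)$ independent of $\mathcal E$ and regular near $1/n=0$, such that for $1\le q\le d$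
$$y_q=\Phi_{q,n}(\mu_1,\dots,\mu_q;\,y_1,\dots,y_{q-1}).$$
Here $\mu_q$ occurs only in the term $\mu_qr^{-q}\prod_{l<q}\frac{\kappa-l/n}{(1-l/n)^2}$. At $(\kappa,1/n)=(\alpha,0)$ these relations are the coefficients of
$$y=\mu\Big(\frac{x(\alpha-y)}{r(1-y)^2}\Big).\tag{10}$$
Consequently, if $m_n/n\to\alpha$:

- If $\mu_k^{(n)}\to\mu_k^\circ$ for $k\le d$, then $y_k^{(n)}\to y_k^\circ$ for $k\le d$, where $y^\circ$ solves (10) with $\mu=\mu^\circ$. If the convergence of the $\mu_k^{(n)}$ and of $m_n/n$ is $O(1/n)$-fast, so is that of the $y_k^{(n)}$.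
- If $\alpha>0$ and $y_k^{(n)}$ converges for all $k\le d$, then $\mu_k^{(n)}$ converges for all $k\le d$, and (10) holds modulo $x^{d+1}$ for the limits.

**Step 1: write multiplication by $z^k$ on the $P$ side.** From (4),
$$\ell_{j+1}=\frac1r\beta_n(j)\,\ell_j,\qquad\beta_n(j)=\frac{(m-j)n}{(n-j)^2}=\frac{\kappa-j/n}{(1-j/n)^2}.$$
Let $\mathcal L:z^j\mapsto\ell_jx^j$, so $P=\mathcal LM$ and $\mathcal L\theta=\theta\mathcal L$. Since $\mathcal L(z^{k+j})=\ell_{k+j}x^{k+j}=(x/r)^k\prod_{l=0}^{k-1}\beta_n(j+l)\,\ell_jx^j$,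
$$\mathcal L(z^kM)=(x/r)^k\prod_{l=0}^{k-1}\beta_n(\theta+l)\,P,$$
where $\beta_n(\theta+l)$ is the diagonal operator $x^j\mapsto\beta_n(j+l)x^j$. It is well defined on $\mathcal R_d$: here $j\le d$, $l\le d-1$, so $1-\frac{j+l}n>0$. Applying $\mathcal L$ to $\theta M=n\mu M$ and using $\theta P=nyP$,
$$y\,P=\sum_{k=1}^d\mu_k\Big(\frac xr\Big)^k\prod_{l=0}^{k-1}\beta_n(\theta+l)\,P.$$

**Step 2: conjugate by $P$.** As $P(0)=1$, multiplication by $P$ is invertible on $\mathcal R_d$. The product rule $\theta(Pf)=P(ny+\theta)f$ says $P^{-1}\frac\theta nP=\frac\theta n+y$ as operators. Since $\beta_n(\theta+l)=\big(\kappa-\frac{\theta+l}n\big)\big(1-\frac{\theta+l}n\big)^{-2}$, conjugation replaces $\frac\theta n$ by $\frac\theta n+y$ throughout. Multiply the last display by $P^{-1}$ and write $P=P\cdot1$ on the right: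
$$y=\sum_{k=1}^d\mu_k\Big(\frac xr\Big)^k\prod_{l=0}^{k-1}B_l(y)\cdot1,\qquad B_l(y)=\Big(\kappa-y-\tfrac{\theta+l}n\Big)\Big(1-y-\tfrac{\theta+l}n\Big)^{-2}.\tag{11}$$

**Step 3: read off the triangular structure.** In the basis $1,x,\dots,x^d$ the operator $1-y-\frac{\theta+l}n$ is $D-N$, with $D$ diagonal with entries $1-\frac{j+l}n>0$ and $N$ multiplication by $y$, strictly lower triangular because $y(0)=0$. So $(D-N)^{-1}=\sum_{q=0}^d(D^{-1}N)^qD^{-1}$, whose entries are polynomials in the $y_j$ with coefficients rational in $1/n$ and regular near $0$. All factors of $B_l(y)$ are lower triangular, and the entries linking $x^a$ to $x^b$ involve only $y_1,\dots,y_{b-a}$. So $[x^j]B_l(y)f$ depends only on $y_1,\dots,y_j$ and $f_0,\dots,f_j$. Each term of (11) carries $x^k$ with $k\ge1$. Hence $[x^q]$ of the right side involves only $\mu_1,\dots,\mu_q$ and $y_1,\dots,y_{q-1}$. Moreover $\mu_q$ enters only through $k=q$, with factor $r^{-q}[x^0]\prod_{l<q}B_l(y)\cdot1=r^{-q}\prod_{l<q}\frac{\kappa-l/n}{(1-l/n)^2}$.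

**Step 4: the limiting relations.** At $1/n=0$, $\kappa=\alpha$, the operator $B_l$ is multiplication by $(\alpha-y)(1-y)^{-2}$, and (11) becomes (10).

**Step 5: the two consequences.** For the first, argue by induction on $q$: the arguments of $\Phi_{q,n}$ converge, and its coefficients converge as $(\kappa,1/n)\to(\alpha,0)$. If all inputs converge with error $O(1/n)$, so does $y_q$, as the coefficients are smooth near $(\alpha,0)$ and the arguments stay bounded. For the second, the coefficient of $\mu_q$ tends to $(\alpha/r)^q\ne0$, so one solves for $\mu_q$ inductively, and the limits satisfy the limiting relations. $\square$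

*Check by hand.* In degree one, $y_1=\mu_1\kappa/r=\kappa$, since $\mu_1=\frac1n\mathcal EM_1=r$. In degree two take $r=1$, $m=n$, so $\mu_1=1$, $\mu_2=-1$, $y_1=1$. Put $\epsilon=\frac1n$. Solving $(1-y-\epsilon\theta)f=1$ gives $f_1=\frac1{1-\epsilon}$; solving $(1-y-\epsilon\theta)h=f$ gives $h_1=\frac{f_1+1}{1-\epsilon}$. Then $[x]B_0(y)\cdot1=(1-\epsilon)h_1-1=\frac1{1-\epsilon}$. The $k=2$ term contributes $-\frac{1-\epsilon}{(1-\epsilon)^2}=-\frac1{1-\epsilon}$. So $y_2=0$, as it must be for $y=x$. In the limit, (10) reads $y=\frac x{1-y+x}$, which $y=x$ solves.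

## 9. The limiting equation is a Catalan equation

**Lemma 5.** Let $\alpha\in(0,1]$ and let $y^*$ solve (10) with $\mu=\mu^*$. Then
$$\frac{y^*\big(\frac s{1-s}\big)-\alpha s}{1-s}=\sum_{i\ge2}i\,\alpha\,Q_i(r/\alpha)\,s^i .$$

**Step 1: eliminate $\mu^*$.** Put $z=\frac{x(\alpha-y^*)}{r(1-y^*)^2}$, so $y^*=\mu^*(z)$. By (9), $rz(1-y^*)^2=y^*(1-y^*/r)$. The left side is $x(\alpha-y^*)$: the square cancels, and
$$x(\alpha-y^*)=y^*(1-y^*/r).$$

**Step 2: normalize.** Put $y^*=\alpha t$, $u=\alpha/r$. Then $x(1-t)=t(1-ut)$. With $x=\frac s{1-s}$ this is $s(1-t)=(1-s)t(1-ut)$, and after canceling $-st$ on both sides,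
$$t=s+u(1-s)t^2,\qquad t(0)=0.$$

**Step 3: solve.** Let $\mathcal C(w)=\sum_k\mathrm{Cat}_kw^k$, which satisfies $\mathcal C=1+w\mathcal C^2$. With $w=us(1-s)$ the series $t=s\,\mathcal C(w)$ satisfies the equation, and the power series solution with $t(0)=0$ is unique (its coefficients are determined recursively).

**Step 4: extract coefficients.** By Step 2, $t-s=u(1-s)t^2$, so
$$\frac{\alpha t-\alpha s}{1-s}=\alpha ut^2=\alpha us^2\,\frac{\mathcal C(w)-1}w=\alpha\sum_{k\ge1}\mathrm{Cat}_k\,u^k\,s^{k+1}(1-s)^{k-1}.$$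
The coefficient of $s^i$ is $\alpha\sum_k(-1)^{i-1-k}\binom{k-1}{i-1-k}\mathrm{Cat}_ku^k$. The terms are nonzero exactly when $0\le i-1-k\le k-1$, i.e. $\lceil i/2\rceil\le k\le i-1$. Since $u^k=(r/\alpha)^{-k}$, the coefficient is $i\,\alpha Q_i(r/\alpha)$ by (2). $\square$

For $r=\alpha=1$ we have $u=1$, $t=\frac s{1-s}$, and $t^2=\sum_{i\ge2}(i-1)s^i$, so $Q_i(1)=\frac{i-1}i$, the value from Section 1.

## 10. Proof of Theorem A and of (a)–(d)

Fix $i\ge2$, put $d=i$, let $\mathcal E\in\{E,E_1,E_2\}$ and $m=\alpha n$. All three measures live on nonnegative integer matrices with line sums $r$, so everything above applies. By Lemma 3 the moments of $X_d$ are bounded. By Lemma 2, $\mu_k^{(n)}=\mu_k^*+O(1/n)$ for $k\le d$. By Lemma 4 with $\kappa=\alpha$ exactly, $y_k^{(n)}=y_k^*+O(1/n)$ for $k\le d$. In (5), $\frac1ni\hat T_i$ is a fixed linear combination of $y_1,\dots,y_i$ plus a term linear in $\kappa=\alpha$. Comparing with Lemma 5,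
$$\frac1n\hat T_i(n)=\alpha\,Q_i(r/\alpha)+O(1/n),$$
which is Theorem A.

For $\alpha=1$ we have $\hat T_i=T_i$, and the limit $Q_i(r)$ is the same for all three ensembles: this is (a). Formula (2) has the form required in (b), with $h(i)=\lceil i/2\rceil$ and
$$a_k(i)=\frac{(-1)^{i-1-k}}i\binom{k-1}{i-1-k}\mathrm{Cat}_k .$$
All of these are nonzero for $\lceil i/2\rceil\le k\le i-1$, so the range in (b) is exact. The $a_k(i)$ are uniquely determined, since $r$ ranges over infinitely many integers; hence the extension to $Q_i(x)$, $x>0$, is the one in (2). General $\alpha$ gives (c) and (d). $\blacksquare$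

## 11. Proof of Theorem B

**Part 1.** First translate (i) into a statement on $y$. Solving (5) for $y$ and substituting $s=\frac x{1+x}$ expresses $y_1,\dots,y_d$ as a fixed invertible triangular linear function of $\kappa,\frac1n\hat T_2,\dots,\frac1n\hat T_d$, with $y_1=\kappa\to\alpha$. By Lemma 5, $y^*$ is the same function of $\alpha,\alpha Q_2(r/\alpha),\dots,\alpha Q_d(r/\alpha)$. So (i) holds if and only if $y_k^{(n)}\to y_k^*$ for $k\le d$. Next, $\frac1n[z^k]\log\mathcal E_nM_G=\frac1k\mu_k^{(n)}$ and $\mu_k^*=(-1)^{k-1}w_k$, so (ii) says $\mu_k^{(n)}\to\mu_k^*$ for $k\le d$.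

If (ii) holds, then $y_k^{(n)}\to y_k^*$ by the first consequence in Lemma 4. Conversely, if $y_k^{(n)}\to y_k^*$ for $k\le d$, the second consequence shows that $\mu_k^{(n)}$ converges to some $\mu_k$ satisfying (10) with $y=y^*$ modulo $x^{d+1}$. In $[x^q]$ of (10) the coefficient of $\mu_q$ is $(\alpha/r)^q\ne0$, so (10) determines $\mu_1,\dots,\mu_d$ inductively from $y_1^*,\dots,y_d^*$. As $\mu^*$ satisfies the same relations, $\mu_k=\mu_k^*$, which is (ii). The last sentence of Part 1 follows because $\alpha$ and $m_n$ do not occur in (ii).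

**Part 2.** For a point mass at $G_n$, (7) gives $\mu_k^{(n)}-\mu_k^*=-\frac{(-1)^{k-1}}{2n}D_k(G_n)$. So (ii) holds if and only if $D_k(G_n)=o(n)$ for all $k\le d$. If $X_d(G_n)=o(n)$, then $X_k\le X_d$ and the upper bound in (8) give $D_k=o(n)$ for all $k\le d$. If $D_d(G_n)=o(n)$, the lower bound in (8) gives $X_d(G_n)=o(n)$. Now use Part 1.

**Part 3.** If $\mathcal E_n[X_d^p]=n^{o(1)}$ for $1\le p\le d$, Lemma 2 gives (ii), and Part 1 gives (i). If the moments are $O(1)$ and $m_n/n=\alpha+O(1/n)$, Lemma 2 gives $\mu_k^{(n)}=\mu_k^*+O(1/n)$, Lemma 4 gives $y_k^{(n)}=y_k^*+O(1/n)$, and (5) with Lemma 5 gives $\frac1n\hat T_i(n)=\alpha Q_i(r/\alpha)+O(1/n)$ for $2\le i\le d$. $\blacksquare$
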